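\title{Pivot-minor Ramsey numbers grow exponentially}

\begin{abstract}
Let $R_{\mathrm{piv}}(k)$ be the least $n$ such that every $n$-vertex graph has an independent set or a clique of size $k$ as a pivot-minor. We disprove the conjecture that $R_{\mathrm{piv}}(k)$ is bounded by a polynomial in $k$ by showing that $2^{k/4}<R_{\mathrm{piv}}(k)\le (k-1)2^{k-1}+1$ for all $k\ge 2$. For the lower bound we attach vectors of $\mathbb{F}_2^{k-1}$ to the vertices and read adjacency from a nondegenerate symmetric bilinear form. A pivot changes the form and keeps the vectors, which limits the size of independent sets and confines cliques to subspaces of about half the dimension; a random choice of vectors then avoids both. We also give off-diagonal bounds.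
\end{abstract}

\section{The problem and the results}\label{sec:intro}

All graphs are finite and simple. \emph{Local complementation} at a vertex $v$ of a graph $G$ replaces the subgraph induced on the neighborhood $N(v)$ by its complement; the resulting graph $G*v$ has the same vertex set as $G$. For an edge $uv$ of $G$, the \emph{pivot} of $G$ along $uv$ is the graph $G\times uv=G*u*v*u$. A graph $H$ with $V(H)\subseteq V(G)$ is a \emph{pivot-minor} of $G$ if it can be obtained from $G$ by a sequence of pivots along edges and vertex deletions.

A pivot has a direct description, proved in Lemma~\ref{lem:pivot}. Sort the vertices other than $u$ and $v$ into four classes: adjacent to $u$ only, to $v$ only, to both, to neither. The pivot toggles adjacency for every pair whose members lie in two different classes among the first three; it then exchanges the neighbors of $u$ and of $v$ among the other vertices, and keeps the edge $uv$. For instance, pivoting the path $x\,u\,v\,y$ along its middle edge creates the edge $xy$ and produces the $4$-cycle $x\,v\,u\,y$.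

We say that $G$ has an independent set (respectively a clique) of size $k$ as a pivot-minor if some pivot-minor of $G$ is an edgeless (respectively complete) graph on $k$ vertices. Let $R_{\mathrm{piv}}(k)$ be the least $n$ such that every $n$-vertex graph has an independent set or a clique of size $k$ as a pivot-minor. More generally, for $a,b\ge 2$ let $R_{\mathrm{piv}}(a,b)$ be the least $n$ such that every $n$-vertex graph has an independent set of size $a$ or a clique of size $b$ as a pivot-minor, so that $R_{\mathrm{piv}}(k)=R_{\mathrm{piv}}(k,k)$. A single $N$-vertex graph $G$ that has neither shows $R_{\mathrm{piv}}(a,b)>N$: if $R_{\mathrm{piv}}(a,b)\le N$, an induced subgraph of $G$ on $R_{\mathrm{piv}}(a,b)$ vertices would have one of the two as a pivot-minor, and hence so would $G$.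

Induced subgraphs are pivot-minors, so $R_{\mathrm{piv}}(k)\le R(k)$, where the diagonal Ramsey number $R(k)$ is the least $n$ such that every $n$-vertex graph contains an independent set or a clique of size $k$. The question is how much the freedom to pivot saves. It is known that $R_{\mathrm{piv}}(k)\le (k-1)(2^k-1)+1$ for all $k\ge 0$, and the following conjecture is posed in~\cite{AFFMP}.
\begin{quote}
\emph{There is a polynomial $p$ such that $R_{\mathrm{piv}}(k)\le p(k)$ for all $k\ge 1$.}
\end{quote}

The simplest cases make this plausible. A disjoint union of cliques is unchanged by any pivot along an edge $uv$, because every other vertex is adjacent to both $u$ and $v$ or to neither. Taking $a-1$ cliques of size $b-1$ gives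
\begin{equation}\label{eq:trivial}
R_{\mathrm{piv}}(a,b)>(a-1)(b-1).
\end{equation}
For $a=2$ this is exact, $R_{\mathrm{piv}}(2,b)=b$, since a $b$-vertex graph is complete or has two nonadjacent vertices. It is also exact for $a=b=3$. In a $5$-vertex graph with no triangle and no independent triple, each vertex has at most two neighbors (they form an independent set) and at most two non-neighbors (they form a clique), so the graph is $2$-regular and triangle-free, that is, the cycle $x\,u\,v\,y\,z$. Pivoting along $uv$ creates the edge $xy$ and with it the triangle $xyz$. Hence $R_{\mathrm{piv}}(3)=5$, whereas the $5$-cycle shows $R(3)>5$.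

The usual source of exponential lower bounds also looks unavailable. A uniformly random $N$-vertex graph has on average $2\binom{N}{k}2^{-\binom{k}{2}}$ independent sets and cliques of size $k$, which is less than $1$ when $k\ge3$ and $N\le 2^{k/2}$. For pivot-minors this union bound would have to run over all graphs reachable by pivots. Heuristically, fix a set $K$ of $k$ vertices. Each edge outside $K$ offers a binary choice, to pivot or not, that alters the graph induced on $K$. That graph is described by $\binom{k}{2}$ bits, so in a typical graph a number of choices of order $k^2$ might already produce the edgeless graph on $K$. Together with~\eqref{eq:trivial}, this suggests polynomial growth. The heuristic concerns typical graphs, however, and it breaks down for graphs with a low-dimensional linear structure over $\mathbb{F}_2$ that pivots cannot destroy.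

\begin{theorem}\label{thm:diag}
For every $k\ge 2$, with $h=\lceil k/2\rceil$,
\[
R_{\mathrm{piv}}(k)>\Bigl(\frac{k!}{4}\Bigr)^{1/k}2^{h(h-1)/k}\ \ge\ \Bigl(\frac{k!}{4}\Bigr)^{1/k}2^{k/4-1/2},
\]
and the last expression equals $\bigl(\frac{1}{e\sqrt2}+o(1)\bigr)\,k\,2^{k/4}$ as $k\to\infty$. Moreover $R_{\mathrm{piv}}(k)>2^{k/4}$ for all $k\ge2$. In particular no polynomial bounds $R_{\mathrm{piv}}$, and the conjecture is false.
\end{theorem}

Theorem~\ref{thm:diag} is the diagonal case of part (i) of the next result.

\begin{theorem}\label{thm:offdiag}
Let $a,b\ge 2$ and $\rho=\lfloor a/2\rfloor$.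
\begin{itemize}
\item[(i)] $R_{\mathrm{piv}}(a,b)>(b!/4)^{1/b}\,2^{(1-\rho/b)(\lceil a/2\rceil-1)}$. Hence, for fixed $\beta>1/2$,
\[
R_{\mathrm{piv}}(a,\lceil\beta a\rceil)\ge 2^{(\frac12-\frac1{4\beta}-o(1))a}\qquad\text{as } a\to\infty.
\]
\item[(ii)] $R_{\mathrm{piv}}(a,b)>2^{a-2}\lfloor (b-1)/2^{\rho-1}\rfloor$.
\end{itemize}
\end{theorem}

\begin{theorem}\label{thm:upper}
For $a,b\ge 2$, $R_{\mathrm{piv}}(a,b)\le (b-1)(2^{a-1}-1)+a$. In particular $R_{\mathrm{piv}}(k)\le (k-1)2^{k-1}+1$ for $k\ge2$.
\end{theorem}

The diagonal bound in Theorem~\ref{thm:upper} is about half the known bound quoted above.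

\begin{corollary}\label{cor:growth}
We have
\[
\tfrac14\le\liminf_{k\to\infty} \tfrac1k\log_2R_{\mathrm{piv}}(k)\le\limsup_{k\to\infty} \tfrac1k\log_2R_{\mathrm{piv}}(k)\le 1,
\]
so $\log R_{\mathrm{piv}}(k)=\Theta(k)$. For each fixed $a\ge2$, $R_{\mathrm{piv}}(a,b)$ is linear in $b$:
\[
2^{\lceil a/2\rceil-1}\le\liminf_{b\to\infty} \frac{R_{\mathrm{piv}}(a,b)}{b}\le \limsup_{b\to\infty} \frac{R_{\mathrm{piv}}(a,b)}{b}\le 2^{a-1}-1.
\]
\end{corollary}

\begin{proof}
The first line follows from $2^{k/4}<R_{\mathrm{piv}}(k)\le k\,2^{k-1}$. For the second, divide the bounds of Theorems~\ref{thm:offdiag}(ii) and~\ref{thm:upper} by $b$ and let $b\to\infty$; the lower bound tends to $2^{a-2-(\rho-1)}=2^{\lceil a/2\rceil-1}$.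
\end{proof}

We do not determine the exact exponent of growth of $R_{\mathrm{piv}}(k)$.

\section{A pivot as a matrix operation}\label{sec:pivot}

Adjacency matrices, and all vectors and forms below, are taken over the field $\mathbb{F}_2$, where $1+1=0$. Toggling an adjacency is then adding $1$ to a matrix entry.

\begin{lemma}\label{lem:pivot}
Let $uv$ be an edge of $G$, and let $A$ and $A'$ be the adjacency matrices of $G$ and $G\times uv$. For $x\notin\{u,v\}$ put $p_x=A_{xu}$ and $q_x=A_{xv}$. Then for distinct $x,y\notin\{u,v\}$,
\[
A'_{xy}=A_{xy}+p_xq_y+q_xp_y,\qquad A'_{xu}=q_x,\qquad A'_{xv}=p_x,\qquad A'_{uv}=1.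
\]
\end{lemma}

\begin{proof}
Local complementation at $w$ leaves the row of $w$ unchanged and adds to the $xy$-entry, for distinct $x,y\ne w$, the product of the current $xw$- and $yw$-entries. The $uv$-entry lies in the row of $w$ in each of the three steps, so it stays $1$. The other entries evolve as follows.
\[
\begin{array}{l|l|l|l}
 & \text{added to the } xy\text{-entry} & xu\text{-entry} & xv\text{-entry}\\ \hline
G & & p_x & q_x\\
G*u & p_xp_y & p_x & q_x+p_x\\
G*u*v & (p_x+q_x)(p_y+q_y) & p_x+(p_x+q_x)=q_x & p_x+q_x\\
G*u*v*u & q_xq_y & q_x & (p_x+q_x)+q_x=p_x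
\end{array}
\]
The total added to the $xy$-entry is $p_xp_y+(p_x+q_x)(p_y+q_y)+q_xq_y=p_xq_y+q_xp_y$.
\end{proof}

The quantity $p_xq_y+q_xp_y$ is the determinant of the vectors $(p_x,q_x)$ and $(p_y,q_y)$ of $\mathbb{F}_2^2$. It equals $1$ exactly when these vectors are nonzero and distinct, which is the description of the pivot given in Section~\ref{sec:intro}.

\begin{corollary}\label{cor:delete}
Every pivot-minor of $G$ is an induced subgraph of a graph obtained from $G$ by pivots alone.
\end{corollary}

\begin{proof}
In Lemma~\ref{lem:pivot}, the new entry for a pair of vertices depends only on entries among that pair and $u,v$. Hence $(G-w)\times uv=(G\times uv)-w$ for $w\ne u,v$, and in any sequence of operations every deletion can be moved past the pivots that follow it.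
\end{proof}

To prove lower bounds we need a quantity that pivots respect. The rank of $A$ is not one: the path on four vertices has adjacency matrix of rank $4$, while the $4$-cycle obtained from it by a pivot has two pairs of equal rows and rank $2$. The obstacle is that the rows of $u$ and $v$ obey a different rule from the other rows. Putting $1$ on the diagonal removes this exception. Let
\[
B=B(G)=A+I .
\]

\begin{lemma}\label{lem:B}
Let $uv$ be an edge of $G$, $B=B(G)$ and $B'=B(G\times uv)$. Then for all vertices $x,y$, equal or not,
\begin{equation}\label{eq:B}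
B'_{xy}=B_{xy}+B_{xu}B_{yv}+B_{xv}B_{yu}.
\end{equation}
\end{lemma}

\begin{proof}
For distinct $x,y\notin\{u,v\}$ this is the first formula of Lemma~\ref{lem:pivot}. For $x=y$ the last two terms cancel and both sides equal $1$. For $y=u$ the right side is $B_{xu}+B_{xu}B_{uv}+B_{xv}B_{uu}=B_{xv}$, because $B_{uv}=B_{uu}=1$; this is $q_x$ for $x\notin\{u,v\}$ and $1$ for $x=v$, as required. The right side is symmetric in $x,y$ and in $u,v$, and Lemma~\ref{lem:pivot} is symmetric in $u,v$, so the remaining cases follow.
\end{proof}

By~\eqref{eq:B}, each column of $B'$ is a combination of columns of $B$, so a pivot does not raise the rank of $B$; neither does a deletion, which passes to a submatrix. An edgeless graph on $k$ vertices has $B=I$, of rank $k$. Therefore a graph with $\operatorname{rank}B<k$ has no independent set of size $k$ as a pivot-minor, however many vertices it has. Cliques are not excluded in this way, since a complete graph has $B$ of rank $1$. To control cliques we must remember how their vertices sit inside the low-rank structure of the whole graph, and for this we write $B$ as a matrix of inner products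 of vectors in a fixed space.

\section{Graphs represented by vectors}\label{sec:rep}

A symmetric bilinear form on $\mathbb{F}_2^r$ is a map $\langle\xi,\eta\rangle=\xi^{T}M\eta$ with $M$ a symmetric $r\times r$ matrix. It is \emph{nondegenerate} if $\eta=0$ is the only vector with $\langle\xi,\eta\rangle=0$ for all $\xi$; equivalently, $M$ is nonsingular. For a subspace $W$ let $W^\perp=\{\xi:\langle \xi,\omega\rangle=0\text{ for all }\omega\in W\}$. If the form is nondegenerate, then $\dim W^\perp=r-\dim W$. Over $\mathbb{F}_2$ the subspaces $W$ and $W^\perp$ may intersect nontrivially, and $W\subseteq W^\perp$ is possible.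

\begin{definition}\label{def:rep}
Let $r\ge1$. A \emph{representation} of a graph $H$ in dimension $r$ consists of a nondegenerate symmetric bilinear form $\langle\cdot,\cdot\rangle$ on $\mathbb{F}_2^r$ and a map $\phi\colon V(H)\to\mathbb{F}_2^r$, not necessarily injective, such that $\langle\phi(x),\phi(y)\rangle=B(H)_{xy}$ for all $x,y\in V(H)$. That is, $\langle\phi(x),\phi(x)\rangle=1$ for every vertex $x$, and distinct vertices $x,y$ are adjacent if and only if $\langle\phi(x),\phi(y)\rangle=1$.
\end{definition}

Every nonempty graph $H$ has a representation in dimension $\operatorname{rank}B(H)$: the form $\xi^TB\eta$ on $\mathbb{F}_2^{V(H)}$ induces a nondegenerate form on the quotient by $\ker B$, and $\phi(x)$ is the class of the $x$-th basis vector. So the restriction lies in the dimension alone. Two vertices with the same vector are adjacent and have the same other neighbors.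

Our graphs start from the dot product $\xi\cdot\eta=\xi^T\eta$. Since $\xi\cdot\xi$ is the parity of the number of ones in $\xi$, the available vectors form the set $\mathcal{O}_r\subset\mathbb{F}_2^r$ of vectors of odd weight, and $|\mathcal{O}_r|=2^{r-1}$. The disjoint cliques behind~\eqref{eq:trivial} use only the $r=a-1$ standard basis vectors $e_1,\dots,e_r$, each $b-1$ times; there are exponentially many more vectors to use.

\begin{example}\label{ex:cube}
Let $r=4$. The set $\mathcal{O}_4$ consists of $e_1,\dots,e_4$ and $\bar e_i=\mathbf{1}+e_i$, where $\mathbf{1}=(1,1,1,1)^T$. For $i\ne j$ we have $e_i\cdot e_j=\bar e_i\cdot\bar e_j=0$ and $e_i\cdot\bar e_j=1$, while $e_i\cdot\bar e_i=0$. The graph $Q$ on these eight vectors is $K_{4,4}$ minus a perfect matching, the graph of the cube.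

Pivot along the edge joining $e_1$ and $\bar e_2=(1,0,1,1)^T$. Formula~\eqref{eq:B} says that the new adjacencies are given, on the same eight vectors, by the form with matrix
\[
M'=I+e_1\bar e_2^{\,T}+\bar e_2e_1^T=\begin{pmatrix}1&0&1&1\\0&1&0&0\\1&0&1&0\\1&0&0&1\end{pmatrix}.
\]
For instance $e_3^TM'\bar e_3=(1,0,1,0)\cdot(1,1,0,1)=1$, matching the fact that $e_3$ is adjacent to $\bar e_2$ only and $\bar e_3$ to $e_1$ only, so that the pair is toggled. The matrix $M'$ has determinant $1$. Granting that every further pivot again yields a nondegenerate form (Lemma~\ref{lem:invariance}), no triangle can ever appear. Indeed, three distinct vectors $\xi_1,\xi_2,\xi_3$ of odd weight are linearly independent, because the sum of two is nonzero and the sum of all three has odd weight. If they formed a triangle, then $\langle\xi_i,\xi_j\rangle=1$ for all $i,j$ in the current form, so each $\xi_i$ would be orthogonal to the plane $W$ spanned by $\xi_1+\xi_2$ and $\xi_1+\xi_3$. This gives $\dim W^\perp\ge3$, whereas $\dim W^\perp=4-2=2$.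

The same argument applies when each vector is used $t$ times. The graph then has $8t$ vertices, a clique pivot-minor uses at most two distinct vectors and so has at most $2t$ vertices, and no independent set of size $5$ occurs because $\operatorname{rank}B\le4$.
\end{example}

The two lemmas below are the general form of the two steps in the example.

\begin{lemma}\label{lem:invariance}
Let $(\langle\cdot,\cdot\rangle,\phi)$ be a representation of $H$ in dimension $r$. Then every pivot-minor $K$ of $H$ has a representation in dimension $r$ whose map is the restriction of $\phi$ to $V(K)$.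
\end{lemma}

\begin{proof}
Deleting a vertex only restricts $\phi$. By induction on the number of operations it suffices to treat one pivot, along an edge $uv$. Put $\mu=\phi(u)$ and $\nu=\phi(v)$, so that $\langle\mu,\mu\rangle=\langle\nu,\nu\rangle=\langle\mu,\nu\rangle=1$, and imitate~\eqref{eq:B} on the whole space:
\[
\langle\xi,\eta\rangle'=\langle\xi,\eta\rangle+\langle\xi,\mu\rangle\langle\eta,\nu\rangle+\langle\xi,\nu\rangle\langle\eta,\mu\rangle .
\]
This is a symmetric bilinear form, with matrix $M+M(\mu\nu^T+\nu\mu^T)M$. Substituting $\xi=\phi(x)$, $\eta=\phi(y)$ turns the right side into the right side of~\eqref{eq:B}, so $\langle\phi(x),\phi(y)\rangle'=B(H\times uv)_{xy}$ for all vertices $x,y$.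

It remains to prove nondegeneracy. For every $\eta$,
\[
\langle\mu,\eta\rangle'=\langle\mu,\eta\rangle+\langle\eta,\nu\rangle+\langle\eta,\mu\rangle=\langle\nu,\eta\rangle,
\qquad
\langle\nu,\eta\rangle'=\langle\nu,\eta\rangle+\langle\eta,\nu\rangle+\langle\eta,\mu\rangle=\langle\mu,\eta\rangle .
\]
Suppose $\langle\xi,\eta\rangle'=0$ for all $\xi$. Taking $\xi=\mu$ and $\xi=\nu$ gives $\langle\nu,\eta\rangle=\langle\mu,\eta\rangle=0$. The correction terms then vanish, so $\langle\xi,\eta\rangle=\langle\xi,\eta\rangle'=0$ for all $\xi$, and $\eta=0$.
\end{proof}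

\begin{remark}\label{rem:local}
The lemma is special to pivots. A single local complementation turns $K_n$, which is represented in dimension $1$, into a star with an independent set of size $n-1$, for which $\operatorname{rank}B\ge n-1$.
\end{remark}

Since the vectors never move, the dimension of the span of $\phi(S)$ is the same before and after any sequence of pivots, for every vertex set $S$. The next lemma shows what this dimension must be when $S$ is independent or a clique.

\begin{lemma}\label{lem:homog}
Let $(\langle\cdot,\cdot\rangle,\phi)$ be a representation of a nonempty graph $K$ in dimension $r$.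
\begin{itemize}
\item[(a)] If $K$ is edgeless, then $|V(K)|\le r$.
\item[(b)] If $K$ is complete, then $\dim\operatorname{span}\phi(V(K))\le\lfloor (r+1)/2\rfloor$.
\end{itemize}
\end{lemma}

\begin{proof}
(a) Here $\langle\phi(x),\phi(y)\rangle$ is $1$ for $x=y$ and $0$ otherwise. If $\sum_x c_x\phi(x)=0$, pairing with $\phi(y)$ gives $c_y=0$. So the vectors $\phi(x)$ are $|V(K)|$ linearly independent vectors of $\mathbb{F}_2^r$.

(b) Here $\langle\phi(x),\phi(y)\rangle=1$ for all $x,y$, equal or not. Fix a vertex $s$ and let $W$ be the span of the vectors $\phi(x)+\phi(s)$, $x\in V(K)$. For all $x,y$ we have $\langle\phi(y),\phi(x)+\phi(s)\rangle=1+1=0$, so $P=\operatorname{span}\phi(V(K))$ is contained in $W^\perp$. Also $P$ is spanned by $W$ and $\phi(s)$, and $\phi(s)\notin W$ because $\phi(s)$ is orthogonal to $W$ but not to itself. Thus $\dim P=\dim W+1$. Nondegeneracy gives $\dim P\le\dim W^\perp=r-\dim W=r+1-\dim P$, that is, $\dim P\le(r+1)/2$.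
\end{proof}

\begin{remark}\label{rem:sharp}
Nondegeneracy is used only in (b), and (b) fails without it: for the form whose matrix has all entries $1$, any two vectors of $\mathcal{O}_r$ pair to $1$, and $\mathcal{O}_r$ spans $\mathbb{F}_2^r$. The bound in (b) is attained by the dot product. With $\rho=\lfloor(r+1)/2\rfloor$, let $W$ be spanned by $e_2+e_3,\ e_4+e_5,\dots,e_{2\rho-2}+e_{2\rho-1}$. Then $W\subseteq W^\perp$ and $e_1\in W^\perp$, so the $2^{\rho-1}$ vectors of $e_1+W\subseteq\mathcal{O}_r$ have all dot products equal to $1$, and they span a space of dimension $\rho$.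
\end{remark}

\section{Lower bounds}\label{sec:lower}

Fix $a,b\ge2$. To exclude independent sets of size $a$ we work in the largest dimension that Lemma~\ref{lem:homog}(a) permits. Throughout this section
\[
r=a-1,\qquad \rho=\lfloor (r+1)/2\rfloor=\lfloor a/2\rfloor,
\]
so that $1\le\rho\le r$ and $r-\rho=\lceil a/2\rceil-1$. For a map $\phi\colon\{1,\dots,N\}\to\mathcal{O}_r$, let $G_\phi$ be the graph on $\{1,\dots,N\}$ in which distinct $i,j$ are adjacent if and only if $\phi(i)\cdot\phi(j)=1$.

\begin{proposition}\label{prop:criterion}
Suppose that every $\rho$-dimensional subspace $P$ of $\mathbb{F}_2^r$ satisfies $|\phi^{-1}(P)|\le b-1$. Then $R_{\mathrm{piv}}(a,b)>N$.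
\end{proposition}

\begin{proof}
The dot product and $\phi$ represent $G_\phi$ in dimension $r$. Let $K$ be a nonempty pivot-minor of $G_\phi$; by Lemma~\ref{lem:invariance} it is represented by the restriction of $\phi$ and some nondegenerate form. If $K$ is edgeless, then $|V(K)|\le r<a$ by Lemma~\ref{lem:homog}(a). If $K$ is complete, then $\phi(V(K))$ spans dimension at most $\rho$ by Lemma~\ref{lem:homog}(b). As $\rho\le r$, it lies in some $\rho$-dimensional subspace $P$, and $|V(K)|\le|\phi^{-1}(P)|\le b-1$.
\end{proof}

Pivots have now disappeared from the problem: we want many odd vectors, with repetitions allowed, of which few lie in any one subspace of dimension $\rho$. The parity of the weight is a linear functional, which on a $\rho$-dimensional subspace $P$ either vanishes or takes the value $1$ on exactly half of the vectors. Hence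
\begin{equation}\label{eq:half}
|P\cap\mathcal{O}_r|\in\{0,\,2^{\rho-1}\},
\end{equation}
and $P$ contains a fraction at most $2^{\rho-1}/2^{r-1}=2^{-(r-\rho)}$ of $\mathcal{O}_r$.

\subsection{Large cliques: all vectors with equal multiplicity}

\begin{proof}[Proof of Theorem~\ref{thm:offdiag}(ii)]
Let $t=\lfloor(b-1)/2^{\rho-1}\rfloor$. If $t=0$ the claim is $R_{\mathrm{piv}}(a,b)>0$. Otherwise let $\phi$ take every value in $\mathcal{O}_r$ exactly $t$ times, so that $N=t\,2^{r-1}=t\,2^{a-2}$. By~\eqref{eq:half}, $|\phi^{-1}(P)|\le t\,2^{\rho-1}\le b-1$ for every $\rho$-dimensional $P$, and Proposition~\ref{prop:criterion} applies.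
\end{proof}

When $2^{\rho-1}$ divides $b-1$, the bound reads $R_{\mathrm{piv}}(a,b)>2^{\lceil a/2\rceil-1}(b-1)$. For $a=5$, the case of Example~\ref{ex:cube}, this ties with~\eqref{eq:trivial}; for $a\ge7$ it is better, since $2^{\lceil a/2\rceil-1}>a-1$ holds for $a=7,8$ and persists under $a\mapsto a+2$.

\subsection{Small cliques: random vectors}

Part (ii) is empty when $b\le 2^{\rho-1}$, and in that range we cannot use all of $\mathcal{O}_r$, since by Remark~\ref{rem:sharp} it contains a clique of size $2^{\rho-1}$. We need a sparse selection, and a random one works. The gain over the union bound discussed in Section~\ref{sec:intro} is that we now sum over subspaces of $\mathbb{F}_2^r$, whose number does not depend on $N$. For $a=b=k$ there are roughly $2^{k^2/4}$ subspaces of dimension $\rho$, and $k$ random vectors all fall into a given one with probability roughly $2^{-k^2/2}$. The product $2^{-k^2/4}$ is to be set against at most $N^k$ choices of $k$ vertices, which allows $N$ about $2^{k/4}$.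

\begin{lemma}\label{lem:count}
The number of $\rho$-dimensional subspaces of $\mathbb{F}_2^r$ is at most $4\cdot2^{\rho(r-\rho)}$.
\end{lemma}

\begin{proof}
There are $\prod_{i=0}^{\rho-1}(2^r-2^i)$ ordered linearly independent $\rho$-tuples in $\mathbb{F}_2^r$, and each $\rho$-dimensional subspace has $\prod_{i=0}^{\rho-1}(2^\rho-2^i)$ ordered bases. So the number of subspaces is
\[
\prod_{i=0}^{\rho-1}\frac{2^r-2^i}{2^\rho-2^i}\le\prod_{i=0}^{\rho-1}\frac{2^{r-\rho}}{1-2^{i-\rho}}\le 2^{\rho(r-\rho)}\prod_{j\ge1}(1-2^{-j})^{-1}.
\]
Using $\prod_j(1-x_j)\ge1-\sum_jx_j$ for $x_j\in[0,1]$ on the factors with $j\ge4$,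
\[
\prod_{j\ge1}(1-2^{-j})\ge\frac12\cdot\frac34\cdot\frac78\cdot\Bigl(1-\frac18\Bigr)=\frac{147}{512}>\frac14 .\qedhere
\]
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:offdiag}(i)]
Let $x=(b!/4)^{1/b}2^{(1-\rho/b)(r-\rho)}$, the bound to be exceeded, and $N=\lfloor x\rfloor$. If $N=0$, then $x<1\le R_{\mathrm{piv}}(a,b)$. Let $N\ge1$, and choose $\phi(1),\dots,\phi(N)$ independently and uniformly from $\mathcal{O}_r$; this independence is the reason for allowing repeated vectors in Definition~\ref{def:rep}. Call a $b$-element subset of $\{1,\dots,N\}$ \emph{bad} if $\phi$ maps it into some $\rho$-dimensional subspace. By~\eqref{eq:half}, a given $b$-set is mapped into a given subspace with probability at most $2^{-b(r-\rho)}$, so by Lemma~\ref{lem:count} it is bad with probability at most $4\cdot2^{-(b-\rho)(r-\rho)}$. Since $b\ge2$ and $N\ge1$ we have $\binom Nb<N^b/b!\le x^b/b!$, and $x^b=(b!/4)\,2^{(b-\rho)(r-\rho)}$. The expected number of bad sets is therefore at most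
\[
4\binom Nb2^{-(b-\rho)(r-\rho)}<\frac{4x^b}{b!}\,2^{-(b-\rho)(r-\rho)}=1 .
\]
Some $\phi$ has no bad set, which is the hypothesis of Proposition~\ref{prop:criterion}. Thus $R_{\mathrm{piv}}(a,b)\ge N+1>x$, and $r-\rho=\lceil a/2\rceil-1$ gives the stated form.

Now let $b=\lceil\beta a\rceil$ with $\beta>1/2$ fixed. Then $\rho/b\le1/(2\beta)<1$, so the exponent of $2$ in $x$ is at least $(1-\frac1{2\beta})(\frac a2-1)=(\frac12-\frac1{4\beta})a-O(1)$, and $(b!/4)^{1/b}\ge1$ once $b\ge3$.
\end{proof}

The condition $\beta>1/2$ marks the limit of the method: if $b\le\rho$, every $b$-set is bad, and Lemma~\ref{lem:homog}(b) says nothing about cliques of size $b$.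

\begin{proof}[Proof of Theorem~\ref{thm:diag}]
Take $a=b=k$ in Theorem~\ref{thm:offdiag}(i). Then $\lceil a/2\rceil-1=h-1$ and $1-\rho/b=(k-\lfloor k/2\rfloor)/k=h/k$, which gives the first inequality. Since $h\ge k/2\ge1$, we have $h(h-1)\ge\frac k2(\frac k2-1)=\frac{k^2}4-\frac k2$, which gives the second. The asymptotic form follows from $(k!)^{1/k}\sim k/e$ (Stirling's formula) and $4^{1/k}\to1$.

For $k\ge4$ we have $k!/4\ge2^{k/2}$: for $k=4$ this reads $6\ge4$, and passing from $k$ to $k+1$ multiplies the left side by $k+1$ and the right side by $\sqrt2$. Hence $(k!/4)^{1/k}\ge\sqrt2$ and $R_{\mathrm{piv}}(k)>\sqrt2\cdot2^{k/4-1/2}=2^{k/4}$. For $k=2,3$, a graph with fewer than $k$ vertices has no $k$-vertex pivot-minor, so $R_{\mathrm{piv}}(k)\ge k>2^{k/4}$. Finally, $2^{k/4}$ exceeds any given polynomial for large $k$.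
\end{proof}

\section{The upper bound}\label{sec:upper}

Take a largest independent set $S$ available through pivots, and group the other vertices by their neighborhood $X$ in $S$. There are at most $2^{|S|}-1$ groups, so it suffices to show that each group can be made a clique. If $X=\{s\}$ is a single vertex, the group is a clique already: two nonadjacent members could replace $s$ in $S$ and enlarge it. If $|X|\ge2$ this exchange is blocked by the edges to $X\setminus\{s\}$, and the group need not be a clique; in a $4$-cycle, with $S$ a pair of opposite vertices, the other two vertices form one group and are nonadjacent. A pivot along an edge from $s$ to a member of the group removes the blocking edges.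

\begin{proof}[Proof of Theorem~\ref{thm:upper}]
Let $G$ be an $n$-vertex graph, $n\ge1$, with no independent set of size $a$ and no clique of size $b$ as a pivot-minor. Let $m$ be the largest size of an independent set that is a pivot-minor of $G$, so $1\le m\le a-1$. By Corollary~\ref{cor:delete}, some graph $G'$ obtained from $G$ by pivots alone has an independent set $S$ with $|S|=m$; it has all $n$ vertices, which is why we need the corollary. Let $A$ be the adjacency matrix of $G'$. By the maximality of $m$, every vertex outside $S$ has a neighbor in $S$.

Fix a nonempty $X\subseteq S$ and let $W_X=\{y\notin S: N_{G'}(y)\cap S=X\}$. We claim that $|W_X|\le b-1$. Suppose $W_X\neq\emptyset$, pick $w\in W_X$ and $s\in X$, and let $G''=G'\times sw$, with adjacency matrix $A'$. Apply Lemma~\ref{lem:pivot} with $(u,v)=(s,w)$, so that $p_x=A_{xs}$ and $q_x=A_{xw}$. For $z\in S\setminus\{s\}$ and $y\in W_X\setminus\{w\}$ we have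
\[
p_z=0,\qquad p_y=1,\qquad q_z=A_{zw}=A_{zy},
\]
because $S$ is independent, $s\in X$, and $w$ and $y$ have the same neighbors in $S$. Three facts about $G''$ follow.
\begin{itemize}
\item For distinct $z,z'\in S\setminus\{s\}$, $A'_{zz'}=0+p_zq_{z'}+q_zp_{z'}=0$.
\item For $z\in S\setminus\{s\}$ and $y\in W_X\setminus\{w\}$, $A'_{zy}=A_{zy}+p_zq_y+q_zp_y=A_{zy}+q_z=0$.
\item For $y\in W_X\setminus\{w\}$, $A'_{yw}=p_y=1$.
\end{itemize}
If two distinct vertices $y,y'\in W_X\setminus\{w\}$ were nonadjacent in $G''$, then by the first two facts $(S\setminus\{s\})\cup\{y,y'\}$ would be an independent set of size $m+1$ in $G''$, contradicting the choice of $m$; here it matters that $m$ is maximal over all pivot-minors of $G$ and not only within $G'$. So $W_X\setminus\{w\}$ is a clique of $G''$, and by the third fact so is $W_X$. As $G''$ is a pivot-minor of $G$, the claim follows.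

The sets $W_X$, for the $2^m-1$ nonempty subsets $X\subseteq S$, cover $V(G)\setminus S$. Hence
\[
n\le m+(2^m-1)(b-1)\le(a-1)+(2^{a-1}-1)(b-1),
\]
and every graph with one vertex more than the right side has an independent set of size $a$ or a clique of size $b$ as a pivot-minor. For $a=b=k$ the resulting bound is $(k-1)(2^{k-1}-1)+k=(k-1)2^{k-1}+1$.
\end{proof}

\begin{thebibliography}{1}
\bibitem{AFFMP}
Ruben Ascoli, Bryce Frederickson, Sarah Frederickson, Caleb McFarland, Logan Post,
\emph{Almost all graphs are vertex-minor universal},
arXiv:2602.09049 (2026).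
\end{thebibliography}
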